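\title{Adaptivity in quantum phase estimation: no constant factor suffices}

\begin{abstract}
An unknown phase $\phi$, promised to lie in a finite set $F\subset[0,1)$, is to be identified with as few applications of the gate $\mathrm{diag}(1,e^{2\pi i\phi})$ as possible. An adaptive algorithm may interleave these applications with arbitrary unitaries; a non-adaptive one must make them all in a single layer. We show that there is no universal constant $C$ such that adaptive algorithms with error tending to zero can always be replaced by non-adaptive ones with error tending to zero and at most $C$ times as many applications. The counterexample consists of well-separated pairs of phases whose gaps fill an interval: an adaptive algorithm finds the pair cheaply and then tunes its test to the gap, while a non-adaptive algorithm needs one probability distribution of bounded support whose characteristic function almost vanishes on an interval. An extremal problem solved by Chebyshev polynomials makes this sharp. At error probability $\varepsilon$ the worst-case ratio of the two costs is $\frac1\pi\ln\frac1\varepsilon+O(1)$,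 and a factor $C$ in cost buys a worst-case asymptotic error $e^{-\pi C+O(1)}$.
\end{abstract}

\section{The problem and the results}

\subsection{The model}

Write $e(x)=e^{2\pi i x}$, and let $\|x\|$ be the distance from the real number $x$ to the nearest integer, so that $\|\phi-\phi'\|$ is the distance of $\phi$ and $\phi'$ on the circle $\mathbb{R}/\mathbb{Z}$. For $\phi\in[0,1)$ let $U_\phi=\mathrm{diag}(1,e(\phi))$ be the single-qubit phase gate. An \emph{application} of $U_\phi$ is this gate acting on one target qubit, possibly controlled by other qubits in the computational basis. As an operator on all qubits it has the form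
\begin{equation}\label{eq:application}
V_\phi=(I-\Pi)+e(\phi)\,\Pi ,
\end{equation}
where $\Pi$ is the projector onto the basis states in which the target is $1$ and the control condition holds.

A \emph{phase-set} is a finite set $F\subset[0,1)$ with $|F|\ge2$. The task is to output $\phi$ under the promise $\phi\in F$.
\begin{itemize}
\item An \emph{adaptive} algorithm is a circuit on any number of qubits that starts in a fixed state, interleaves arbitrary $\phi$-independent unitaries with applications of $U_\phi$, and ends with a measurement whose outcome is the output.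
\item A \emph{non-adaptive} algorithm prepares an arbitrary $\phi$-independent state, makes all its applications of $U_\phi$ in a single layer on distinct qubits, applies a $\phi$-independent unitary and measures.
\end{itemize}
The \emph{cost} of an algorithm is its number of applications of $U_\phi$. It has \emph{error} $\varepsilon$ on $F$ if it outputs $\phi$ with probability at least $1-\varepsilon$ for every $\phi\in F$. A mixed initial state can be purified by adding qubits that are never touched, so we take all states to be pure. Let $N_{\mathrm{ad}}(F,\varepsilon)$ and $N_{\mathrm{na}}(F,\varepsilon)$ be the minimal costs of adaptive and non-adaptive algorithms with error $\varepsilon$ on $F$. A single layer can be applied gate by gate, so $N_{\mathrm{ad}}\le N_{\mathrm{na}}$. The smallest gap of $F$ is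
\[
\delta(F)=\min\{\|\phi-\phi'\|:\ \phi,\phi'\in F,\ \phi\ne\phi'\}\in(0,\tfrac12].
\]

\subsection{The question}

Four known facts frame the comparison of the two models.
\begin{enumerate}
\item[(F1)] An adaptive algorithm with error $o(1)$, as $\delta(F)\to0$, has cost at least $(\frac12-o(1))/\delta(F)$.
\item[(F2)] If all phases in $F$ are $k$-bit numbers and $\delta(F)=2^{-k}$, then parallelized standard $k$-bit phase estimation is non-adaptive, has error $0$ and costs $2^k-1$. By (F1), adaptivity gains at most a factor of $2$, asymptotically, on such sets.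
\item[(F3)] There are phase-sets on which the best adaptive algorithms with error $o(1)$ are cheaper than the best non-adaptive ones by a factor approaching $2$.
\item[(F4)] For general $F$, parallelized phase estimation with $t$ bits returns an estimate within $2^{-k}$ of $\phi$ except with probability $O(2^{k-t})$. With $2^{-k}$ a constant factor below $\delta(F)/2$ and $t=k+b(k)$, $b(k)\to\infty$, this is a non-adaptive algorithm with error $o(1)$ and cost $2^{k+b(k)}-1$. Its ratio to the bound in (F1) tends to infinity, but arbitrarily slowly.
\end{enumerate}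
Facts (F2) and (F3) settle the dyadic case with the constant $2$, and a bound that may grow as slowly as one likes looks like an artifact of the method in (F4). One would therefore guess that a constant factor always suffices. This is the question posed by Linden and de Wolf \cite{LdW}.

\begin{quote}
Is there a constant $C$ with the following property? For every sequence $(F_n)$ of phase-sets (with no relation assumed between $n$ and $\delta(F_n)$) that has adaptive algorithms of cost $t_n$ and error $\varepsilon_n\to0$, there are non-adaptive algorithms for $F_n$ of cost at most $Ct_n$ and error $\varepsilon_n'\to0$.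
\end{quote}

\subsection{Results}

The answer is no. For $n\ge3$ put $\delta_n=n^{-4}$ and, for $i=0,1,\dots,n(n-1)$,
\begin{equation}\label{eq:Fn}
a_i=3n\,i\,\delta_n,\qquad d_i=\Big(1+\frac in\Big)\delta_n,\qquad F_n=\{a_i,\ a_i+d_i:\ 0\le i\le n(n-1)\}.
\end{equation}
We call $\{a_i,a_i+d_i\}$ the $i$-th \emph{pair} and $d_i$ its \emph{gap}. The gaps run through $[\delta_n,n\delta_n]$ in steps of $\delta_n/n$; we check in Section~\ref{sec:disproof} that different pairs are at distance at least $2n\delta_n$ and that $\delta(F_n)=\delta_n$.

\begin{theorem}\label{thm:main}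
For $F_n$ there are adaptive algorithms with cost $t_n\le(\frac12+o(1))/\delta_n$ and error $\varepsilon_n\to0$. For every constant $C$, non-adaptive algorithms for $F_n$ with cost at most $Ct_n$ cannot have error tending to $0$, not even along a subsequence. Hence no universal constant $C$ exists.
\end{theorem}

The obstruction is the price of small error. To measure it, let
\[
A(\varepsilon)=\sup_F\frac{N_{\mathrm{na}}(F,\varepsilon)}{N_{\mathrm{ad}}(F,\varepsilon)},\qquad s(\varepsilon)=2\sqrt{\varepsilon(1-\varepsilon)} .
\]
The number $s(\varepsilon)$ bounds the overlap of two pure states that are told apart with error $\varepsilon$ (Lemma~\ref{lem:overlap}).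

\begin{theorem}\label{thm:sharp}
Let $0<\varepsilon<\frac12$ and $s=s(\varepsilon)$.
\begin{enumerate}
\item[(a)] For every $F$: $\ N_{\mathrm{na}}(F,\varepsilon)\le\frac1{\delta(F)}\left(\frac1{2\pi}\ln\frac1\varepsilon+\frac52\right)$.
\item[(b)] For every $F$: $\ N_{\mathrm{ad}}(F,\varepsilon)\ge\frac1{\delta(F)}\left(\frac12-\frac1\pi\arcsin s\right)$.
\item[(c)] $\displaystyle\liminf_{n\to\infty}\delta_nN_{\mathrm{na}}(F_n,\varepsilon)\ge\tfrac1\pi\operatorname{arccosh}(1/s)$, while $\displaystyle\limsup_{n\to\infty}\delta_nN_{\mathrm{ad}}(F_n,\varepsilon)\le\tfrac12$.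
\item[(d)] Consequently
\[
\frac2\pi\operatorname{arccosh}\frac1s\ \le\ A(\varepsilon)\ \le\ \frac{\frac1{2\pi}\ln\frac1\varepsilon+\frac52}{\frac12-\frac1\pi\arcsin s},\qquad A(\varepsilon)=\frac1\pi\ln\frac1\varepsilon+O(1)\quad(\varepsilon\to0).
\]
\end{enumerate}
\end{theorem}

Parts (a) and (b) show that both costs are finite and positive, so $A(\varepsilon)$ is well defined. At each fixed error the advantage of adaptivity is bounded, uniformly in $F$; it is the demand $\varepsilon_n'\to0$ that no constant factor can meet. The last theorem says what a factor $C$ does buy.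

\begin{theorem}\label{thm:factor}
\begin{enumerate}
\item[(a)] Let $(F_n')$ be any phase-sets with adaptive algorithms of cost $t_n'$ and error $\varepsilon_n\to0$. For each $C>5$ there are non-adaptive algorithms of cost at most $Ct_n'$ and error $\varepsilon_n'$ with $\limsup\varepsilon_n'\le e^{-\pi(C-5)}$. For any positive sequence $\omega_n\to\infty$ there are non-adaptive algorithms of cost at most $\omega_nt_n'$ and error tending to $0$.
\item[(b)] For the $F_n$ and $t_n$ of Theorem~\ref{thm:main}, any non-adaptive algorithms of cost at most $Ct_n$ and error $\varepsilon_n'$ satisfy $\liminf\varepsilon_n'\ge\frac14\operatorname{sech}^2(\pi C/2)\ge\frac14e^{-\pi C}$.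
\end{enumerate}
\end{theorem}

So the arbitrarily slowly growing factor of (F4) is the correct answer, and at a fixed factor $C$ the worst-case achievable asymptotic error is $e^{-\pi C+O(1)}$.

Section~\ref{sec:overlaps} translates both models into statements about overlaps of states. Section~\ref{sec:pairs} works out one pair and two pairs of phases by hand, and Section~\ref{sec:disproof} proves Theorem~\ref{thm:main} by a compactness argument. The sharp bounds rest on the extremal problem of Section~\ref{sec:extremal} and are proved in Sections~\ref{sec:upper} and~\ref{sec:lower}. The proofs are self-contained: the forms of (F1) and (F4) that we need are derived below, and (F2) and (F3) are not used.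

\section{Overlaps and weight polynomials}\label{sec:overlaps}

An algorithm turns each $\phi\in F$ into a pure state, and it can succeed only if these states are nearly orthogonal.

\begin{lemma}\label{lem:overlap}
Let $\psi,\psi'$ be unit vectors carrying different labels, and suppose that a measurement outputs the correct label with probability at least $1-\varepsilon$ on each of them, where $\varepsilon\le\frac12$. Then $|\langle\psi|\psi'\rangle|\le s(\varepsilon)$.
\end{lemma}

\begin{proof}
Let $0\le E\le I$ be the measurement operator of the event ``the output is the label of $\psi$'', and let $\Delta=|\psi\rangle\langle\psi|-|\psi'\rangle\langle\psi'|$. The event has probability at least $1-\varepsilon$ on $\psi$ and at most $\varepsilon$ on $\psi'$, so $\operatorname{tr}(E\Delta)\ge1-2\varepsilon\ge0$. The operator $\Delta$ is Hermitian with rank at most $2$ and trace $0$, so apart from zeros its eigenvalues are $\pm\lambda$ with $2\lambda^2=\operatorname{tr}\Delta^2=2-2|\langle\psi|\psi'\rangle|^2$, and $\operatorname{tr}(E\Delta)\le\lambda$. Hence $|\langle\psi|\psi'\rangle|^2\le1-(1-2\varepsilon)^2=s(\varepsilon)^2$.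
\end{proof}

\subsection{The adaptive lower bound}

The scale $1/\delta(F)$ arises because each application can open the angle between the runs on two phases at distance $\delta$ by at most $\pi\delta$, and the angle has to grow from $0$ to almost $\pi/2$. The angle meant is the Fubini--Study distance $\angle(\psi,\chi)=\arccos|\langle\psi|\chi\rangle|\in[0,\frac\pi2]$ of unit vectors. It is invariant under unitaries and satisfies the triangle inequality: given $\psi,\chi,\omega$, multiply $\psi$ and $\omega$ by phases so that $\langle\psi|\chi\rangle\ge0$ and $\langle\chi|\omega\rangle\ge0$, apply the triangle inequality for great-circle distance on the unit sphere with the real inner product $\operatorname{Re}\langle\cdot|\cdot\rangle$, and use $|\langle\psi|\omega\rangle|\ge\operatorname{Re}\langle\psi|\omega\rangle$.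

\begin{proof}[Proof of Theorem~\ref{thm:sharp}(b)]
Take $\phi,\phi'\in F$ with $\|\phi-\phi'\|=\delta=\delta(F)$ and follow the angle between the states $\psi,\chi$ of the two runs. It is $0$ at the start, and $\phi$-independent unitaries preserve it. For an application \eqref{eq:application},
\[
\angle(V_\phi\psi,V_{\phi'}\chi)\le\angle(V_\phi\psi,V_\phi\chi)+\angle(V_\phi\chi,V_{\phi'}\chi)=\angle(\psi,\chi)+\arccos|(1-q)+q\,e(\phi'-\phi)|
\]
with $q=\langle\chi|\Pi|\chi\rangle\in[0,1]$. Since
\[
|(1-q)+q\,e(\phi'-\phi)|^2=1-4q(1-q)\sin^2\pi\delta\ge\cos^2\pi\delta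
\]
and $0\le\pi\delta\le\frac\pi2$, the increase is at most $\pi\delta$. After $t$ applications the angle is at most $\pi\delta t$, and by Lemma~\ref{lem:overlap} it is at least $\arccos s=\frac\pi2-\arcsin s$.
\end{proof}

\subsection{Non-adaptive algorithms}

For an integer $N\ge0$ let $\mathcal P_N$ be the set of \emph{weight polynomials}
\[
P(\theta)=\sum_{w=0}^Np_w\,e(w\theta),\qquad p_w\ge0,\quad\sum_wp_w=1 ,
\]
that is, of characteristic functions of probability distributions on $\{0,\dots,N\}$.

\begin{lemma}\label{lem:weights}
For a non-adaptive algorithm of cost $N$ there is $P\in\mathcal P_N$ such that the states $\psi_\phi$ after the layer satisfy $\langle\psi_\phi|\psi_{\phi'}\rangle=P(\phi'-\phi)$ for all $\phi,\phi'$. Conversely, every $P\in\mathcal P_N$ arises in this way, from the initial state $\sum_w\sqrt{p_w}\,|1^w0^{N-w}\rangle$ and $N$ uncontrolled gates.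
\end{lemma}

\begin{proof}
The layer is a product of $N$ operators \eqref{eq:application} with commuting projectors $\Pi_1,\dots,\Pi_N$. On a joint eigenvector it acts as $e(w\phi)$, where $w\in\{0,\dots,N\}$ is the number of $\Pi_j$ with eigenvalue $1$. Decompose the initial state as $\sum_w\xi_w$ with $\xi_w$ in the eigenspace belonging to $w$, and put $p_w=\langle\xi_w|\xi_w\rangle$. Then $\psi_\phi=\sum_we(w\phi)\xi_w$ with orthogonal summands, which gives the formula. For the converse take $\xi_w=\sqrt{p_w}\,|1^w0^{N-w}\rangle$.
\end{proof}

This is the only place where non-adaptivity enters: all overlaps are values of one function, and they depend on $\phi,\phi'$ only through the difference. With Lemma~\ref{lem:overlap}, a non-adaptive algorithm with error $\varepsilon\le\frac12$ on $F$ has $|P(\phi'-\phi)|\le s(\varepsilon)$ for all distinct $\phi,\phi'\in F$. We use the following properties of $P\in\mathcal P_N$, each read off from the definition: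
\begin{equation}\label{eq:props}
P(0)=1,\qquad|P|\le1,\qquad|P'|\le2\pi N,\qquad|P(\theta)|=|P(\|\theta\|)|,\qquad\mathcal P_N\cdot\mathcal P_M\subset\mathcal P_{N+M}.
\end{equation}
The fourth holds because $P$ has period $1$ and $P(-\theta)=\overline{P(\theta)}$; the fifth corresponds to running two algorithms side by side.

The uniform distribution on $\{0,\dots,K-1\}$ gives $D_K(\theta)=\frac1K\sum_{w<K}e(w\theta)\in\mathcal P_{K-1}$. Summing the geometric series and using $|\sin\pi\theta|\ge2\|\theta\|$, we get for $\theta\notin\mathbb Z$
\begin{equation}\label{eq:dirichlet}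
|D_K(\theta)|=\frac{|\sin\pi K\theta|}{K|\sin\pi\theta|}\le\frac1{2K\|\theta\|}.
\end{equation}
This yields the form of (F4) that we need.

\begin{lemma}\label{lem:coarse}
Let $K,L\ge1$ be integers. There is a non-adaptive procedure of cost $K-1$ with outcome $y\in\{0,\dots,K-1\}$ such that, for every $\phi$, the event $\|\phi-y/K\|\ge L/K$ has probability at most $1/L$.
\end{lemma}

\begin{proof}
Let $\psi_\phi$ be the states of Lemma~\ref{lem:weights} for $P=D_K$. By \eqref{eq:dirichlet}, $D_K(j/K)=0$ for $j\not\equiv0\pmod K$, so the vectors $\psi_{y/K}$, $0\le y<K$, are an orthonormal basis of the $K$-dimensional space that contains all $\psi_\phi$. Measure in this basis. Outcome $y$ has probability $|D_K(\phi-y/K)|^2\le1/(4K^2\|\phi-y/K\|^2)$. The points $y/K$ are spaced $1/K$ apart, so on each side of $\phi$ the $r$-th nearest of those at distance at least $L/K$ is at distance at least $(L+r-1)/K$. Their total probability is at most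
\[
2\sum_{j\ge L}\frac1{4j^2}\le\frac12\Big(\frac1{L^2}+\frac1L\Big)\le\frac1L .\qedhere
\]
\end{proof}

\section{One pair, two pairs, many pairs}\label{sec:pairs}

For a single pair of phases the best test puts all weight on the two ends of $\{0,\dots,m\}$, with $m$ tuned to the gap.

\begin{lemma}\label{lem:pair}
Let $0<d\le\frac12$ and let $m\ge1$ be an integer nearest to $1/(2d)$. A non-adaptive algorithm of cost $m\le\frac1{2d}+\frac12$ decides between $\phi=a$ and $\phi=a+d$ with error $\pi^2d^2/4$.
\end{lemma}

\begin{proof}
Prepare $(|0^m\rangle+|1^m\rangle)/\sqrt2$ and apply $U_\phi$ to each qubit. The result $(|0^m\rangle+e(m\phi)|1^m\rangle)/\sqrt2$ lies in the span of the orthonormal vectors $\chi_\pm=(|0^m\rangle\pm e(ma)|1^m\rangle)/\sqrt2$. Measure in a basis containing $\chi_\pm$; output $a$ on $\chi_+$ and $a+d$ on $\chi_-$. For $\phi=a$ the state is $\chi_+$. For $\phi=a+d$ the probability of $\chi_+$ is $|\frac12(1+e(md))|^2=\cos^2\pi md=\sin^2\pi(md-\frac12)\le(\pi d/2)^2$, because $|md-\frac12|\le d/2$.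
\end{proof}

For small $d$ and small error this matches Theorem~\ref{thm:sharp}(b), so adaptivity gains nothing on one pair. Now place several pairs far apart. An adaptive algorithm locates the pair with Lemma~\ref{lem:coarse}, which is cheap when the pairs are much farther apart than the smallest gap $d$, and then runs the test tuned to that pair; its cost is about $1/(2d)$. A non-adaptive algorithm must commit to one polynomial $P$ that is small at every gap. Two gaps already show the loss.

\begin{example}\label{ex:two}
Suppose that $F$ contains a pair with gap $d$ and a pair with gap $2d$, and that a non-adaptive algorithm of cost $N$ has error $0$, so that $P(d)=P(2d)=0$. We claim $N\ge\frac2{3d}$, which is $\frac43$ times $\frac1{2d}$. Put $x_w=(w-N/2)d$. Taking real parts of $e(-Nd/2)P(d)=0$ and $e(-Nd)P(2d)=0$ gives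
\[
\sum_wp_w\,(\cos2\pi x_w-\cos4\pi x_w)=0 .
\]
With $c=\cos2\pi x$ we have $\cos2\pi x-\cos4\pi x=(1-c)(1+2c)$, which is positive for $0<|x|<\frac13$. If $Nd<\frac23$, then all $|x_w|<\frac13$, so all weight sits at $x_w=0$ and $|P(d)|=1$, a contradiction. If $m=1/(3d)$ is an integer, then $P(\theta)=\frac13(1+e(m\theta)+e(2m\theta))$ vanishes at $d$ and $2d$ and has $N=\frac2{3d}$.
\end{example}

Adding the gaps $3d,4d,\dots$ cannot push this beyond a factor of $2$: for $d=1/K$ the polynomial $D_K$ vanishes at $d,2d,\dots,(K-1)d$ and has degree below $1/d$. The gaps must therefore avoid an arithmetic progression. Rescale by the smallest gap: put mass $p_w$ at the point $wd\in[0,\Lambda]$, where $\Lambda=Nd$, and let $f(\tau)=P(d\tau)$ be the characteristic function of this distribution. A cost within a constant factor of the adaptive one means bounded $\Lambda$. Exact zeros at finitely many points $\tau_1,\dots,\tau_J>0$ can be produced by the product of the factors $\frac12(1+e(\tau/2\tau_j))$, with $\Lambda=\sum_j1/(2\tau_j)$, which grows with $J$ when the $\tau_j$ stay bounded. The question is whether a better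 distribution keeps $\Lambda$ bounded as the $\tau_j$ fill an interval. It cannot, because the characteristic function of a distribution with bounded support is entire and takes the value $1$ at the origin. The sets $F_n$ realize this situation, and the proof below replaces exact zeros by small values.

\section{Proof of Theorem~\ref{thm:main}}\label{sec:disproof}

Write $\delta=\delta_n=n^{-4}$.

\subsection{The geometry of $F_n$}

The largest element of $F_n$ is $3n\cdot n(n-1)\delta+n\delta=(3n^3-3n^2+n)\delta$. Since $n^4\ge3n^3$, its distance to $1$ is $(n^4-3n^3+3n^2-n)\delta\ge(3n^2-n)\delta\ge2n\delta$; in particular $F_n\subset[0,1)$. For $i<j$ a point of pair $j$ exceeds a point of pair $i$ by at least $3n\delta-d_i\ge2n\delta$ and by at most $1-2n\delta$. Hence points of different pairs are at circular distance at least $2n\delta$. Within pair $i$ the distance is $d_i\in[\delta,n\delta]$, as $n\delta=n^{-3}<\frac12$, and so $\delta(F_n)=d_0=\delta$.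

\subsection{The adaptive algorithm}

\emph{Stage 1: find the pair.} Run Lemma~\ref{lem:coarse} with $L=\lceil\sqrt n\,\rceil$ and $K=Ln^3$, so that $L/K=n\delta$. Except with probability at most $n^{-1/2}$, the outcome satisfies $\|\phi-y/K\|<n\delta$. In that case every point of another pair is at distance greater than $2n\delta-n\delta=n\delta$ from $y/K$, so a point of $F_n$ nearest to $y/K$ lies in the pair of $\phi$. Let $i(y)$ be the index of its pair. The cost is less than $Ln^3\le2\sqrt n\,n^3=2/(\sqrt n\,\delta)$.

\emph{Stage 2: decide within the pair.} Run the test of Lemma~\ref{lem:pair} for pair $i=i(y)$, with length $m_i\le\frac1{2\delta}+\frac12$. If $i$ is the pair of $\phi$, it errs with probability at most $\pi^2d_i^2/4\le\pi^2n^{-6}/4$.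

The model allows a measurement only at the end, and a number of applications that does not depend on $y$. Both are arranged as follows. In Stage 1 apply the unitary that maps $\psi_{y/K}$ to a basis state $|y\rangle$, and do not measure. On a second register of $m=\max_im_i$ qubits prepare $(|0^m\rangle+|1^{m_i}0^{m-m_i}\rangle)/\sqrt2$ with $i=i(y)$, by a unitary controlled on $y$. Apply $U_\phi$ to all $m$ qubits; it acts trivially on the last $m-m_i$. Rotate the measurement basis of Lemma~\ref{lem:pair} to the computational basis, again controlled on $y$, and measure both registers. All operations after Stage 1 commute with the projectors $|y\rangle\langle y|$, so the outcomes have the same joint distribution as if $y$ had been measured first. The cost $t_n$ and the error $\varepsilon_n$ satisfy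
\begin{equation}\label{eq:adaptive}
\delta_nt_n\le\frac12+\frac{\delta_n}2+\frac2{\sqrt n}\ \to\ \frac12,\qquad\varepsilon_n\le\frac1{\sqrt n}+\frac{\pi^2}{4n^6}\ \to\ 0 .
\end{equation}
The algorithm has only two layers of applications. The separation $2n\delta$ is what makes Stage 1 negligible: it leaves a factor $n$, of which $\sqrt n$ is spent on the error and $\sqrt n$ is saved in cost.

\subsection{The non-adaptive lower bound}

We recall two facts of complex analysis. By Montel's theorem, a sequence of entire functions that is uniformly bounded on each compact set has a subsequence converging uniformly on compact sets, and the limit is entire. By the identity theorem, an entire function that vanishes on an interval vanishes identically.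

Suppose that along a subsequence there are non-adaptive algorithms for $F_n$ of cost $N_n\le Ct_n$ and error $\varepsilon_n'\to0$; we may assume $\varepsilon_n'\le\frac12$. By \eqref{eq:adaptive} there is a constant $\Lambda$ with $N_n\delta_n\le\Lambda$. Let $P_n$, with weights $p^{(n)}_w$, be given by Lemma~\ref{lem:weights}, and define the entire functions
\[
f_n(z)=\sum_{w=0}^{N_n}p_w^{(n)}\,e^{2\pi i(w\delta_n)z},\qquad\text{so that }f_n(\tau)=P_n(\delta_n\tau)\text{ for real }\tau .
\]
As $w\delta_n\in[0,\Lambda]$ and the weights are nonnegative with sum $1$, we have $f_n(0)=1$, $|f_n(z)|\le e^{2\pi\Lambda|\operatorname{Im}z|}$ on $\mathbb C$, and $|f_n'|\le2\pi\Lambda$ on $\mathbb R$. Lemma~\ref{lem:overlap}, applied to the two phases of pair $i$, gives $|f_n(1+i/n)|\le s(\varepsilon_n')\le2\sqrt{\varepsilon_n'}$. Every $\tau\in[1,2]$ is within $1/n$ of a point $1+i/n$ with $0\le i\le n\le n(n-1)$, so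
\[
\sup_{\tau\in[1,2]}|f_n(\tau)|\le2\sqrt{\varepsilon_n'}+\frac{2\pi\Lambda}n\ \to\ 0 .
\]
A further subsequence converges uniformly on compact sets to an entire function $f$. It vanishes on $[1,2]$, hence identically, although $f(0)=\lim f_n(0)=1$. This contradiction proves the second assertion of Theorem~\ref{thm:main}, and the sequence $F_3,F_4,\dots$ answers the question of the introduction in the negative. \hfill$\square$

\begin{remark}
Both ingredients of the bound $|f_n(z)|\le e^{2\pi\Lambda|\operatorname{Im}z|}$ are needed. If $\Lambda$ may grow with $n$, error tending to $0$ is possible by Theorem~\ref{thm:factor}(a). If the coefficients may be complex, put $\lambda=\Lambda/k\le\frac13$ and $g_k(z)=\big((e(\lambda z)-e(\frac32\lambda))/(1-e(\frac32\lambda))\big)^k$. This is an exponential sum with frequencies in $[0,\Lambda]$ and $g_k(0)=1$, while on $[1,2]$ its modulus is at most $\big(\sin(\frac12\pi\lambda)/\sin(\frac32\pi\lambda)\big)^k\le(\pi/6)^k$.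
\end{remark}

\section{The smallest sidelobe of a weight polynomial}\label{sec:extremal}

The compactness argument does not say how $\Lambda$ must grow as the error shrinks. The quantitative question is how small $P\in\mathcal P_M$ can be on the whole set $\|\theta\|\ge\beta$. The substitution $x=\cos\pi\theta$ maps $\theta=0$ to $x=1$ and $[\beta,1-\beta]$ onto $|x|\le\cos\pi\beta$, so we are asking for a polynomial that is small on an interval and large at a point outside it. This is the extremal property of Chebyshev polynomials.

Recall that $T_M$ is the polynomial of degree $M$ with $T_M(\cos t)=\cos Mt$. It satisfies $|T_M|\le1$ on $[-1,1]$, $T_M(\cosh v)=\cosh Mv$, $T_M(-x)=(-1)^MT_M(x)$ and $xT_k(x)=\frac12(T_{k+1}(x)+T_{|k-1|}(x))$. For $0\le u<\frac\pi2$ let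
\[
\gamma(u)=\ln(\sec u+\tan u)=\operatorname{arccosh}(\sec u);
\]
the two expressions agree because $(\sec u+\tan u)^{-1}=\sec u-\tan u$. From $\gamma(0)=0$ and $\gamma'=\sec\ge1$ we get
\begin{equation}\label{eq:gamma}
\gamma(u)\ge u,\qquad\lim_{u\to0}\frac{\gamma(u)}u=1,\qquad T_M(\sec u)=\cosh(M\gamma(u))\ge\cosh(Mu).
\end{equation}

\begin{proposition}\label{prop:extremal}
Let $0<\beta<\frac12$ and let $M\ge0$ be an integer.
\begin{enumerate}
\item[(i)] There is $Q\in\mathcal P_M$ with $|Q(\theta)|\le1/\cosh(M\gamma(\pi\beta))\le1/\cosh(\pi\beta M)$ whenever $\|\theta\|\ge\beta$.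
\item[(ii)] If $S\in\mathcal P_M$, $0<\eta\le1$, and $|S(\theta)|\le\eta$ whenever $\|\theta\|\ge\beta$, then $M\gamma(\pi\beta)\ge\operatorname{arccosh}(1/\eta)$.
\end{enumerate}
\end{proposition}

The two parts match exactly. For small $\beta$ the optimal value is about $2e^{-\pi\beta M}$. Equating this, for $\beta=\delta$, with the admissible overlap $s(\varepsilon)\approx2\sqrt\varepsilon$ gives $M\delta\approx\frac1{2\pi}\ln\frac1\varepsilon$, and dividing by the adaptive value $\frac12$ explains the constant in Theorem~\ref{thm:sharp}(d).

Part (ii) uses the following classical inequality.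

\begin{lemma}\label{lem:cheb}
If $h$ is a real polynomial of degree at most $M$ with $|h|\le1$ on $[-1,1]$, then $|h(y)|\le T_M(y)$ for $y\ge1$.
\end{lemma}

\begin{proof}
For $M=0$ there is nothing to prove. For $M\ge1$ let $y_j=\cos(j\pi/M)$, $0\le j\le M$, so that $1=y_0>\dots>y_M=-1$ and $T_M(y_j)=(-1)^j$. The Lagrange polynomial $\ell_j(y)=\prod_{k\ne j}(y-y_k)/(y_j-y_k)$ has, for $y\ge1$, a nonnegative numerator and exactly $j$ negative factors in the denominator, so $|\ell_j(y)|=(-1)^j\ell_j(y)$. Hence $|h(y)|=|\sum_jh(y_j)\ell_j(y)|\le\sum_j(-1)^j\ell_j(y)=T_M(y)$.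
\end{proof}

For part (i) the candidate is the extremal polynomial $T_M(x\sec\pi\beta)$, normalized at $x=1$. The difficulty is that its coefficients must be probabilities. For $M=2$ and a dilation factor $a$,
\[
T_2(a\cos\pi\theta)=2a^2\cos^2\pi\theta-1=a^2\cos2\pi\theta+(a^2-1),
\]
so after multiplication by $e(\theta)$ the weights on $0,1,2$ are proportional to $\frac{a^2}2,\ a^2-1,\ \frac{a^2}2$. They are nonnegative exactly when $a^2\ge1$, and they increase with $a$. The general case follows the same pattern.

\begin{lemma}\label{lem:positive}
For $a\ge1$ we have $T_M(ax)=\sum_{k=0}^Mc_k(a)\,T_k(x)$ with all $c_k(a)\ge0$, and $c_k(a)=0$ unless $k\equiv M\pmod2$.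
\end{lemma}

\begin{proof}
The polynomials $T_0,\dots,T_M$ are a basis of the polynomials of degree at most $M$, so the $c_k(a)$ are uniquely determined polynomials in $a$. The parity statement holds because $T_M(ax)$ has the parity of $M$ and $T_k$ that of $k$. We prove nonnegativity by induction on $M$; for $M=0$ it is trivial. Let $M\ge1$. Differentiating $T_M(\cos t)=\cos Mt$ and summing a geometric series gives
\[
T_M'(\cos t)=M\,\frac{\sin Mt}{\sin t}=M\sum_{j=0}^{M-1}\cos\big((M-1-2j)t\big),\qquad\text{so}\qquad T_M'=M\sum_{j=0}^{M-1}T_{|M-1-2j|}.
\]
Therefore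
\[
\sum_kc_k'(a)\,T_k(x)=\frac\partial{\partial a}T_M(ax)=M\sum_{j=0}^{M-1}x\,T_{|M-1-2j|}(ax).
\]
All indices on the right are below $M$, so for $a\ge1$ each $T_{|M-1-2j|}(ax)$ is a nonnegative combination of the $T_k(x)$, and multiplication by $x$ preserves this. Thus $c_k'(a)\ge0$ for $a\ge1$, and $c_k(1)\in\{0,1\}$.
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:extremal}]
(i) Put $a=\sec\pi\beta>1$ and $Q(\theta)=e(M\theta/2)\,T_M(a\cos\pi\theta)/T_M(a)$. By Lemma~\ref{lem:positive}, $T_M(a\cos\pi\theta)/T_M(a)=\sum_kb_k\cos k\pi\theta$ with $b_k\ge0$, where only $k\le M$ with $k\equiv M\pmod2$ occur; setting $\theta=0$ gives $\sum_kb_k=1$. Since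
\[
e(M\theta/2)\cos k\pi\theta=\tfrac12\Big[e\big(\tfrac{M+k}2\theta\big)+e\big(\tfrac{M-k}2\theta\big)\Big]
\]
has integer frequencies in $[0,M]$, we have $Q\in\mathcal P_M$. If $\|\theta\|\ge\beta$, then $|a\cos\pi\theta|=a\cos\pi\|\theta\|\le1$, so $|Q(\theta)|\le1/T_M(a)$, and \eqref{eq:gamma} gives both bounds.

(ii) Let $S$ have weights $r_j$. Centering the frequencies and taking the real part gives
\[
\operatorname{Re}\big(e(-M\theta/2)S(\theta)\big)=\sum_jr_j\cos\big((2j-M)\pi\theta\big)=q(\cos\pi\theta),\qquad q=\sum_jr_jT_{|2j-M|}.
\]
The real polynomial $q$ has degree at most $M$ and $q(1)=1$. Every $x$ with $|x|\le\cos\pi\beta$ equals $\cos\pi\theta$ for some $\theta\in[\beta,1-\beta]$, so $|q(x)|\le|S(\theta)|\le\eta$. Lemma~\ref{lem:cheb}, applied to $h(y)=q(y\cos\pi\beta)/\eta$ at $y=\sec\pi\beta$, gives $1/\eta\le T_M(\sec\pi\beta)=\cosh(M\gamma(\pi\beta))$.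
\end{proof}

\section{A non-adaptive algorithm for every phase-set}\label{sec:upper}

Small overlaps have to be converted into a measurement. The natural choice is to orthonormalize the states symmetrically, using the inverse square root of their Gram matrix.

\begin{lemma}\label{lem:srm}
Let $\psi_\phi$, $\phi\in F$, be unit vectors whose Gram matrix $G_{\phi\phi'}=\langle\psi_\phi|\psi_{\phi'}\rangle$ is positive definite, and let $\sigma_\phi=\sum_{\phi'\ne\phi}|G_{\phi\phi'}|^2$. There is a measurement that outputs $\phi$ on the state $\psi_\phi$ with probability at least $1-\sigma_\phi$, for every $\phi\in F$.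
\end{lemma}

\begin{proof}
Put $v_\phi=\sum_{\phi'}(G^{-1/2})_{\phi'\phi}\,\psi_{\phi'}$. As $G^{-1/2}$ is Hermitian, $\langle v_\phi|v_\chi\rangle=(G^{-1/2}GG^{-1/2})_{\phi\chi}$, so the $v_\phi$ are orthonormal, and $\langle v_\phi|\psi_\phi\rangle=(G^{-1/2}G)_{\phi\phi}=(G^{1/2})_{\phi\phi}$. Measure in an orthonormal basis that contains the $v_\phi$; the success probability on $\psi_\phi$ is $\big((G^{1/2})_{\phi\phi}\big)^2$. For $x\ge0$,
\[
\sqrt x\ge1+\tfrac12(x-1)-\tfrac12(x-1)^2 ,
\]
since with $u=\sqrt x$ this is equivalent to $(u^2-1)^2\ge(u-1)^2$, which holds because $(u+1)^2\ge1$. Applying the inequality to the eigenvalues of $G$ and taking a diagonal entry, we get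
\[
(G^{1/2})_{\phi\phi}\ge1+\tfrac12(G-I)_{\phi\phi}-\tfrac12\big((G-I)^2\big)_{\phi\phi}=1-\tfrac12\sigma_\phi .
\]
If $\sigma_\phi\le1$, the right side is positive and its square is at least $1-\sigma_\phi$. If $\sigma_\phi>1$, the claim is empty.
\end{proof}

The polynomial $Q$ of Proposition~\ref{prop:extremal}(i) with $\beta=\delta(F)$ bounds every off-diagonal entry by a small number $\eta$, but it does not decay away from the origin, and $F$ may have as many as $1/\delta$ points. The bound $\sigma_\phi\le\eta^2/\delta$ would put an extra $\ln(1/\delta)$ next to $\ln(1/\varepsilon)$ in the cost. We therefore multiply $Q$ by $D_m^2$ with $m\approx1/\delta$, which decays like the inverse square of the distance, makes the row sums converge, and costs only $2/\delta$. The following statement contains Theorem~\ref{thm:sharp}(a); the larger range of $\varepsilon$ is needed for Theorem~\ref{thm:factor}(a).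

\begin{proposition}\label{prop:upper}
For every phase-set $F$ and every $0<\varepsilon<1$ there is a non-adaptive algorithm with error $\varepsilon$ and cost at most $\frac1{\delta(F)}\left(\frac1{2\pi}\ln\frac1\varepsilon+\frac52\right)$.
\end{proposition}

\begin{proof}
Let $\delta=\delta(F)$. If $\delta=\frac12$, then $F=\{\phi_0,\phi_0+\frac12\}$, one application to $(|0\rangle+|1\rangle)/\sqrt2$ produces two orthogonal states, and $1<\frac52/\delta$. Let $\delta<\frac12$. Put
\[
M=\Big\lceil\frac{\ln(1/\varepsilon)}{2\pi\delta}\Big\rceil,\qquad m=\Big\lceil\frac1\delta\Big\rceil,\qquad P=Q\,D_m^2,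
\]
with $Q\in\mathcal P_M$ from Proposition~\ref{prop:extremal}(i) for $\beta=\delta$. By \eqref{eq:props}, $P\in\mathcal P_N$ with
\[
N=M+2(m-1)\le\frac{\ln(1/\varepsilon)}{2\pi\delta}+1+\frac2\delta\le\frac1\delta\Big(\frac{\ln(1/\varepsilon)}{2\pi}+\frac52\Big),
\]
where the last step uses $1\le\frac1{2\delta}$. Realize $P$ by Lemma~\ref{lem:weights}, so that $G_{\phi\phi'}=P(\phi'-\phi)$, and let $\eta=1/\cosh(\pi\delta M)$. Then $\eta\le1$ and $\eta^2\le4e^{-2\pi\delta M}\le4\varepsilon$.

Fix $\phi\in F$ and represent the differences $\phi'-\phi$, $\phi'\ne\phi$, by numbers in $(-\frac12,\frac12]$. The positive ones, in increasing order, start at $\delta$ or later and are at least $\delta$ apart, so the $r$-th is at least $r\delta$; by symmetry the same holds for the absolute values of the negative ones. For a difference $\theta$ with $\|\theta\|\ge r\delta$, the bound on $Q$, \eqref{eq:dirichlet} and $m\delta\ge1$ give $|P(\theta)|\le\eta/(4m^2r^2\delta^2)\le\eta/(4r^2)$. Each $r\ge1$ occurs at most twice, so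
\[
\sum_{\phi'\ne\phi}|G_{\phi\phi'}|\le\frac\eta2\sum_{r\ge1}\frac1{r^2}=\frac{\pi^2}{12}\eta<1,\qquad\sigma_\phi\le\frac{\eta^2}8\sum_{r\ge1}\frac1{r^4}=\frac{\pi^4}{720}\eta^2\le\frac{\pi^4}{180}\,\varepsilon\le\varepsilon .
\]
The first bound makes $G$ positive definite: if $Gv=\lambda v$ and $|v_\phi|$ is the largest coordinate of $v\neq0$, then $|\lambda-1|\,|v_\phi|=|\sum_{\phi'\ne\phi}G_{\phi\phi'}v_{\phi'}|<|v_\phi|$, so $\lambda>0$. Lemma~\ref{lem:srm} now gives success probability at least $1-\varepsilon$.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:factor}(a)]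
Let $\delta_n'=\delta(F_n')$. For large $n$ we have $\varepsilon_n<\frac12$, and Theorem~\ref{thm:sharp}(b) gives $\liminf t_n'\delta_n'\ge\frac12$, because $s(\varepsilon_n)\to0$. For $C>5$ put $\varepsilon_n'=\exp\big(-2\pi(Ct_n'\delta_n'-\frac52)\big)>0$. Then $\limsup\varepsilon_n'\le\exp\big(-2\pi(\frac C2-\frac52)\big)=e^{-\pi(C-5)}<1$. For all but finitely many $n$ we thus have $\varepsilon_n'<1$, and Proposition~\ref{prop:upper} provides an algorithm with error $\varepsilon_n'$ and cost at most $\frac1{\delta_n'}\big(\frac1{2\pi}\ln\frac1{\varepsilon_n'}+\frac52\big)=Ct_n'$. For the remaining $n$ output a fixed element of $F_n'$ at cost $0$. With $\omega_n$ in place of $C$ the same choice has $\omega_nt_n'\delta_n'\to\infty$, hence $\varepsilon_n'\to0$.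
\end{proof}

\section{The sharp lower bound for $F_n$}\label{sec:lower}

We want to apply Proposition~\ref{prop:extremal}(ii) with $\beta=\delta_n$ to the polynomial $P$ of a non-adaptive algorithm for $F_n$. The gaps control $P$ only on $\delta_n\le\|\theta\|\le n\delta_n$, and they cannot be made much longer, since they have to fit between the pairs. We fill the rest of the circle by multiplying $P$ with the polynomial $Q$ for $\beta=n\delta_n$. To reach the same smallness, $Q$ needs a degree about $n$ times lower than the bound we are after, so nothing is lost in the limit. This is why the gaps in \eqref{eq:Fn} extend to $n\delta_n$, although Theorem~\ref{thm:main} used only $[\delta_n,2\delta_n]$.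

\begin{proposition}\label{prop:lower}
Let a non-adaptive algorithm for $F_n$ have cost $N$ and error $\varepsilon'\le\frac12$, and suppose that $s'=s(\varepsilon')+\pi N\delta_n/n$ satisfies $0<s'<1$. Then
\begin{equation}\label{eq:lower}
N\delta_n\ \ge\ \operatorname{arccosh}(1/s')\left(\frac{\delta_n}{\gamma(\pi\delta_n)}-\frac1{\pi n}\right)-\delta_n .
\end{equation}
\end{proposition}

\begin{proof}
Write $\delta=\delta_n$ and let $P\in\mathcal P_N$ be given by Lemma~\ref{lem:weights}. By Lemma~\ref{lem:overlap}, $|P(d_i)|\le s(\varepsilon')$ for all $i$. Every point of $[\delta,n\delta]$ is within $\delta/(2n)$ of some $d_i$, and $|P'|\le2\pi N$, so $|P|\le s'$ on $[\delta,n\delta]$; by \eqref{eq:props}, $|P(\theta)|\le s'$ for $\delta\le\|\theta\|\le n\delta$. Put $M=\lceil\operatorname{arccosh}(1/s')/(\pi n\delta)\rceil$ and take $Q\in\mathcal P_M$ from Proposition~\ref{prop:extremal}(i) with $\beta=n\delta=n^{-3}<\frac12$. Then $|Q(\theta)|\le1/\cosh(\pi n\delta M)\le s'$ for $\|\theta\|\ge n\delta$. Since $|P|\le1$ and $|Q|\le1$ everywhere, $S=PQ\in\mathcal P_{N+M}$ satisfies $|S(\theta)|\le s'$ for all $\|\theta\|\ge\delta$.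 Proposition~\ref{prop:extremal}(ii) with $\beta=\delta$ gives $N+M\ge\operatorname{arccosh}(1/s')/\gamma(\pi\delta)$. Multiply by $\delta$ and use $M\delta\le\operatorname{arccosh}(1/s')/(\pi n)+\delta$.
\end{proof}

By \eqref{eq:gamma} the bracket in \eqref{eq:lower} tends to $1/\pi$ as $n\to\infty$. The term $\pi N\delta_n/n$ tends to $0$ as long as $N\delta_n$ stays bounded; this is where the mesh $\delta_n/n$ of the gaps is used.

\begin{proof}[Proof of Theorem~\ref{thm:sharp}(c) and (d)]
(c) By \eqref{eq:adaptive}, $\varepsilon_n\le\varepsilon$ for large $n$, so $\delta_nN_{\mathrm{ad}}(F_n,\varepsilon)\le\delta_nt_n$, and the upper limit is at most $\frac12$. For the other bound take $N=N_{\mathrm{na}}(F_n,\varepsilon)$ and $\varepsilon'=\varepsilon$ in Proposition~\ref{prop:lower}. By part (a), $N\delta_n$ is bounded, so $s'\to s\in(0,1)$; the hypothesis $0<s'<1$ holds for large $n$, and the right side of \eqref{eq:lower} tends to $\frac1\pi\operatorname{arccosh}(1/s)$.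

(d) For every $n$, $A(\varepsilon)\ge\delta_nN_{\mathrm{na}}(F_n,\varepsilon)/\big(\delta_nN_{\mathrm{ad}}(F_n,\varepsilon)\big)$, and (c) gives the lower bound as $n\to\infty$. The upper bound is (a) divided by (b). For the asymptotics, $\operatorname{arccosh}y=\ln(y+\sqrt{y^2-1})$ and $\sqrt{1-s^2}=1-2\varepsilon$ give
\[
\frac2\pi\operatorname{arccosh}\frac1s=\frac2\pi\ln\frac{1+\sqrt{1-s^2}}s=\frac1\pi\ln\frac{1-\varepsilon}\varepsilon=\frac1\pi\ln\frac1\varepsilon+O(\varepsilon).
\]
On the other side, $\frac2\pi\arcsin s\le s\le2\sqrt\varepsilon$, so for $\varepsilon<\frac14$ the upper bound is at most $\big(\frac1\pi\ln\frac1\varepsilon+5\big)/(1-2\sqrt\varepsilon)$. This equals $\frac1\pi\ln\frac1\varepsilon+5+o(1)$, because $\sqrt\varepsilon\ln\frac1\varepsilon\to0$.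
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:factor}(b)]
Let the costs be $N_n\le Ct_n$ and let $\varepsilon^*=\liminf\varepsilon_n'$. If $\varepsilon^*\ge\frac12$ there is nothing to prove, since $\operatorname{sech}\le1$. Otherwise pass to a subsequence along which $\varepsilon_n'\to\varepsilon^*$ and $\varepsilon_n'<\frac12$. An algorithm of cost $0$ produces the same state for all $\phi$, which by Lemma~\ref{lem:overlap} is incompatible with $s(\varepsilon_n')<1$; so $N_n\ge1$ and $s_n'=s(\varepsilon_n')+\pi N_n\delta_n/n>0$. By \eqref{eq:adaptive}, $\limsup N_n\delta_n\le C/2$. Hence $s_n'\to s(\varepsilon^*)<1$, and \eqref{eq:lower} applies for large $n$. If $s(\varepsilon^*)=0$, its right side tends to infinity while the left side is bounded. So $s(\varepsilon^*)>0$, and in the limit $\frac C2\ge\frac1\pi\operatorname{arccosh}(1/s(\varepsilon^*))$, that is, $4\varepsilon^*(1-\varepsilon^*)\ge\operatorname{sech}^2(\pi C/2)$. Therefore $\varepsilon^*\ge\frac14\operatorname{sech}^2(\pi C/2)$, and $\cosh x\le e^x$ for $x\ge0$ gives the last inequality.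
\end{proof}

The argument applies unchanged to any subsequence of $(F_n)$, so it is also a second, quantitative proof of the lower bound in Theorem~\ref{thm:main}.

\begin{thebibliography}{1}
\bibitem{LdW} Noah Linden, Ronald de Wolf, \emph{Adaptive quantum phase estimation can be better than non-adaptive}, arXiv:2511.05372 (2025).
\end{thebibliography}
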